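\title{Catalan numbers in a cluster expansion for expected permanents of random matrices with constant line sums}

\begin{abstract}
Take a random nonnegative integer $n\times n$ matrix with all row and column sums equal to $r$, and compare its expected sum of $m\times m$ subpermanents with the same quantity for a Bernoulli matrix of density $r/n$. The ratio has a finite expansion $1+\sum_{i\ge2}\hat C_i$, with formal logarithm $\sum_{i\ge2}\hat T_i$. We prove a conjecture from a paper of Federbush: for three ensembles (uniform $0$-$1$ matrices, sums of $r$ permutation matrices, block sums of one permutation matrix) and $m=\alpha n$, the terms $\hat T_i$ are extensive with a common limit. Precisely, $\hat T_i=n\alpha Q_i(r/\alpha)+O(1)$, where $Q_i(\xi)$ is an explicit polynomial in $1/\xi$ with Catalan numbers in its coefficients. The proof reads the matrix as a regular bipartite multigraph, compares the logarithm of its matching polynomial with closed walks on the $r$-regular tree, and transfers the result to the $\hat T_i$ by a triangular system of equations. The same argument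 characterizes the ensembles that give these limits; for a deterministic sequence of graphs, the condition is that there are $o(n)$ short cycles.
\end{abstract}

\section{The expansion, the conjecture and the results}\label{sec:intro}

\subsection*{Subpermanent sums and ensembles}

Fix an integer $r\ge1$. For an $n\times n$ matrix $A$ and $1\le j\le n$, let $\mathrm{perm}_j(A)$ be the sum of the permanents of all $j\times j$ submatrices of $A$, a submatrix being given by a choice of $j$ rows and $j$ columns, and put $\mathrm{perm}_0(A)=1$. Thus $\mathrm{perm}_n(A)=\mathrm{perm}(A)$. Equivalently, $\mathrm{perm}_j(A)$ is the sum, over all sets of $j$ positions no two of which lie in the same row or column, of the product of the entries at these positions. There are $\binom nj^2j!$ such sets.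

The reference ensemble is the Bernoulli matrix $B$, whose entries are independent and equal to $1$ with probability $p=r/n$ and to $0$ otherwise. By independence,
\begin{equation}\label{eq:bern}
E_B(\mathrm{perm}_j(B))=\binom nj^2j!\,\Big(\frac rn\Big)^j .
\end{equation}
The rows and columns (the \emph{lines}) of $B$ have sum $r$ only on average. In the following three ensembles every line sum is exactly $r$.
\begin{itemize}
\item $E$ is the uniform measure on $0$-$1$ matrices with all line sums $r$.
\item $E_1$ is the law of $A=P_1+\dots+P_r$, where the $P_j$ are independent uniform $n\times n$ permutation matrices.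
\item $E_2$ is the law of the matrix obtained from a uniform $rn\times rn$ permutation matrix by grouping its rows and its columns into $n$ consecutive blocks of size $r$ and summing the entries of each $r\times r$ block.
\end{itemize}
For $E_1$, distributing the $m$ chosen positions among the $r$ permutation matrices gives
\[
E_1(\mathrm{perm}_m(A))=\frac{1}{(n!)^r}\binom nm^2m!\sum_{m_1+\dots+m_r=m}\frac{m!\,(n-m_1)!\cdots(n-m_r)!}{m_1!\cdots m_r!}.
\]
For $E_2$, one chooses one of the $r^2$ cells in each of the $m$ chosen blocks, and these $m$ cells all carry a $1$ with probability $(rn-m)!/(rn)!$, so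
\begin{equation}\label{eq:E2}
E_2(\mathrm{perm}_m(A))=\binom nm^2\,\frac{r^{2m}\,m!\,(rn-m)!}{(rn)!}.
\end{equation}

\subsection*{The expansion}

How much does fixing the line sums change the expected subpermanent sums? Let $\mathcal E$ be one of the three expectations. The right side of \eqref{eq:bern} is $\mathrm{perm}_j(pJ)$, where $J$ is the all-ones matrix, so it is natural to write $A=pJ+(A-pJ)$ and to expand in the centered matrix. For $0\le i\le n$ put
\begin{equation}\label{eq:S}
S_i=\sum_{k=0}^i f(i,k)\,\mathcal E(\mathrm{perm}_{i-k}(A))\,(-1)^k\,E_B(\mathrm{perm}_k(B)),\qquad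
f(i,k)=\frac{\binom ni^2\binom ik^2}{\binom nk^2\binom n{i-k}^2}.
\end{equation}
This is $\mathcal E(\mathrm{perm}_i(A-pJ))$. Indeed, once $i-k$ positions are taken from $A$, the other $k$ positions can be placed in the unused lines in $\binom{n-i+k}{k}^2k!$ ways, and $f(i,k)\binom nk^2=\binom{n-i+k}{k}^2$. For an integer $0\le m\le n$ define
\begin{equation}\label{eq:Chat}
\hat C_i=\frac{1}{r^i}\,\frac{n^i\,m!\,((n-i)!)^2}{(m-i)!\,(n!)^2}\,S_i\quad(0\le i\le m),\qquad \hat C_i=0\quad(i>m).
\end{equation}
The normalization is such that $\hat C_0=1$, $\hat C_1=0$ and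
\begin{equation}\label{eq:ratio}
\mathcal E(\mathrm{perm}_m(A))=E_B(\mathrm{perm}_m(B))\Big(1+\sum_{i\ge2}\hat C_i\Big);
\end{equation}
see Lemma~\ref{lem:gen}. Define $\hat T_i$ for $i\ge2$ by the identity of formal power series
\begin{equation}\label{eq:T}
1+\sum_{i\ge2}\hat C_is^i=\exp\Big(\sum_{i\ge2}\hat T_is^i\Big),
\end{equation}
so that $\hat T_2=\hat C_2$, $\hat T_3=\hat C_3$, $\hat T_4=\hat C_4-\frac12\hat T_2^2$, $\hat T_5=\hat C_5-\hat T_3\hat T_2$, and $\hat T_i$ is in general a polynomial in $\hat C_2,\dots,\hat C_i$. We write $\hat T_i(n)$, for $n\ge i$, to show the dependence on the size. When $m=n$, which is the case of the full permanent, we drop the hats: $C_i=r^{-i}n^i\frac{(n-i)!}{n!}S_i$, and $T_i(n)$ is the corresponding term of the logarithm.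

If the ratio in \eqref{eq:ratio} grows exponentially in $n$, as it does for $E_2$ (Remark~\ref{rem:growth}), then its logarithm is of order $n$, and one may hope that each term $\hat T_i$ is separately of order $n$. This is not automatic. We shall see that $\hat T_2$ is of exact order $n$, so $\hat T_4=\hat C_4-\frac12\hat T_2^2$ can be $O(n)$ only through a cancellation between terms of order $n^2$.

\subsection*{The conjecture}

The following problem comes from Federbush \cite{Fed}. Let $i\ge2$ and $r\ge1$ be integers, let $\alpha\in(0,1]$ be rational, and in (c) and (d) let $n$ run over the integers for which $m=\alpha n$ is an integer. The conjecture is the combination of four claims about $E$, $E_1$ and $E_2$.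
\begin{itemize}
\item[(a)] The limit $Q_i(r)=\lim_{n\to\infty}\frac1nT_i(n)$ exists and is the same for the three ensembles.
\item[(b)] There are constants $a_k(i)$, independent of $r$, with $Q_i(r)=\sum_{k=\lceil i/2\rceil}^{i-1}a_k(i)\,r^{-k}$. This expression defines $Q_i(\xi)$ for all real $\xi>0$.
\item[(c)] The limit $\lim_{n\to\infty}\frac1n\hat T_i(n)$ exists for each ensemble.
\item[(d)] The three limits in (c) are equal, and their value is $\alpha\,Q_i(r/\alpha)$.
\end{itemize}

\subsection*{Results}

The conjecture is true, and $Q_i$ can be written down. Let $\mathrm{Cat}_k=\frac1{k+1}\binom{2k}k$ be the Catalan numbers. From now on $Q_i$ denotes the function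
\begin{equation}\label{eq:Q}
Q_i(\xi)=\sum_{k=\lceil i/2\rceil}^{i-1}a_k(i)\,\xi^{-k},\qquad a_k(i)=\frac{(-1)^{i-1-k}}{i}\binom{k-1}{i-1-k}\,\mathrm{Cat}_k\qquad(\xi>0).
\end{equation}
For example, $Q_2=\frac1{2\xi}$, $Q_3=\frac{2}{3\xi^2}$ and $Q_4=-\frac1{2\xi^2}+\frac5{4\xi^3}$.

\begin{theorem}\label{thm:main}
Let $r\ge1$ and $i\ge2$ be integers, let $\alpha\in(0,1]$ be rational, and let $\mathcal E\in\{E,E_1,E_2\}$. As $n\to\infty$ through the integers for which $m=\alpha n$ is an integer,
\[
\hat T_i(n)=n\,\alpha\,Q_i(r/\alpha)+O(1).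
\]
\end{theorem}

The case $\alpha=1$ is (a). Formula \eqref{eq:Q} is (b); the constants $a_k(i)$ are determined by the values at the infinitely many integers $r$, and all of them are nonzero for $\lceil i/2\rceil\le k\le i-1$, so the range in (b) is exact. The general case is (c) and (d).

Theorem~\ref{thm:main} follows from a statement about arbitrary ensembles, which is best phrased for graphs. A nonnegative integer $n\times n$ matrix $A=(a_{ij})$ with all line sums $r$ is identified with the $r$-regular bipartite multigraph $G$ on $n$ row vertices and $n$ column vertices that has $a_{ij}$ parallel edges between row $i$ and column $j$. A \emph{matching} is a set of edges no two of which share a vertex; parallel edges are distinguished. The number $M_j$ of $j$-edge matchings equals $\mathrm{perm}_j(A)$, because $j$ positions in distinct lines can be filled with edges in as many ways as the product of the entries. The \emph{matching polynomial} is $M_G(z)=\sum_jM_jz^j$. Let $X_k(G)$ be the number of cycles of length at most $k$ in $G$, a pair of parallel edges counting as a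 cycle of length $2$. Let $w_k$ be the number of closed walks of length $2k$ from a given vertex of the $r$-regular tree $\mathbb T_r$; thus $w_1=r$ and $w_2=r^2+r(r-1)$. We write $[z^k]$ for coefficient extraction, and $a_n=n^{o(1)}$ means that $a_n=O(n^\eta)$ for every $\eta>0$.

\begin{theorem}\label{thm:univ}
Let $\mathcal E_n$, for $n$ in an infinite set, be any probability measures on nonnegative integer $n\times n$ matrices with all line sums $r$. Let $0\le m_n\le n$ be integers with $m_n/n\to\alpha\in(0,1]$, let $d\ge2$, and define $\hat C_i$ and $\hat T_i(n)$ from $\mathcal E_n$ and $m=m_n$ by \eqref{eq:S}, \eqref{eq:Chat} and \eqref{eq:T}.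
\begin{enumerate}
\item The following are equivalent:
\begin{itemize}
\item[(i)] $\frac1n\hat T_i(n)\to\alpha Q_i(r/\alpha)$ for $2\le i\le d$;
\item[(ii)] $\frac1n[z^k]\log\mathcal E_nM_G(z)\to(-1)^{k-1}w_k/k$ for $1\le k\le d$.
\end{itemize}
Since (ii) does not involve $\alpha$, if (i) holds for one $\alpha\in(0,1]$ and one sequence $m_n$, then it holds for all of them.
\item If $\mathcal E_n$ is a point mass at $G_n$, then (i) holds if and only if $X_d(G_n)=o(n)$.
\item If $\mathcal E_n[X_d^p]=n^{o(1)}$ for $1\le p\le d$, then (i) holds. If $\mathcal E_n[X_d^p]=O(1)$ for $1\le p\le d$ and $m_n/n=\alpha+O(1/n)$, then $\hat T_i(n)=n\alpha Q_i(r/\alpha)+O(1)$ for $2\le i\le d$.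
\end{enumerate}
\end{theorem}

Section~\ref{sec:gen} encodes the $\hat T_i$ in the logarithmic derivative $y$ of a polynomial $P$. Section~\ref{sec:E2} solves the ensemble $E_2$ by hand; this case shows the method, produces the Catalan numbers and explains the scaling in (d). For general ensembles, Section~\ref{sec:transfer} relates $y$ to the logarithmic derivative $\mu$ of $\mathcal EM_G$, Section~\ref{sec:tree} computes $\mu$ up to an error controlled by short cycles, and Section~\ref{sec:cycles} bounds the short cycles. Section~\ref{sec:proofs} assembles the proofs.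

\section{A generating function for the terms $\hat T_i$}\label{sec:gen}

Throughout, $(a)_j=a(a-1)\cdots(a-j+1)$, and $\theta$ is the Euler operator, $\theta x^j=jx^j$, in whichever variable occurs. In this section $\mathcal E$ is any probability measure on nonnegative integer $n\times n$ matrices with all line sums $r$, and $0\le m\le n$. Put $\kappa=m/n$. The definitions simplify once they are written in terms of the ratios
\begin{equation}\label{eq:g}
g_j=\frac{\mathcal E(\mathrm{perm}_j(A))}{E_B(\mathrm{perm}_j(B))}=\frac{j!\,n^j}{r^j\,(n)_j^2}\,\mathcal EM_j\qquad(0\le j\le n).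
\end{equation}
Since $M_1=rn$ for every matrix with line sums $r$, we have $g_0=g_1=1$. Define the polynomial $P$ and the power series $y=\sum_{k\ge1}y_kx^k$ by
\begin{equation}\label{eq:P}
P(x)=\sum_{j=0}^m\binom mjg_jx^j=\sum_{j=0}^n\ell_j\,(\mathcal EM_j)\,x^j,\qquad \ell_j=\frac{(m)_j\,n^j}{r^j\,(n)_j^2},\qquad \theta P=n\,y\,P .
\end{equation}
As $P=1+mx+\cdots$, we have $y_1=\kappa$.

\begin{lemma}\label{lem:gen}
For all $i\ge0$, $\hat C_i=\binom mi\sum_{j=0}^i(-1)^{i-j}\binom ijg_j$, read as $0$ for $i>m$. Consequently $\hat C_0=1$, $\hat C_1=0$, \eqref{eq:ratio} holds, and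
\begin{equation}\label{eq:Ty}
\frac1n\sum_{i\ge2}i\,\hat T_is^i=\frac{y\big(\frac s{1-s}\big)-\kappa s}{1-s},\qquad\text{that is,}\qquad \frac in\,\hat T_i=\sum_{k=1}^i\binom iky_k-\kappa .
\end{equation}
\end{lemma}

\begin{proof}
Insert $\mathcal E(\mathrm{perm}_{i-k}(A))=\binom n{i-k}^2(i-k)!\,(r/n)^{i-k}g_{i-k}$ and \eqref{eq:bern} into \eqref{eq:S}. The denominators of $f(i,k)$ cancel, and $\binom ik^2k!\,(i-k)!=i!\binom ik$, so
\[
S_i=\binom ni^2i!\Big(\frac rn\Big)^ic_i,\qquad c_i=\sum_{k=0}^i(-1)^k\binom ikg_{i-k}.
\]
Since $\binom ni^2i!=(n!)^2/\big(i!\,((n-i)!)^2\big)$, \eqref{eq:Chat} gives $\hat C_i=\frac{m!}{(m-i)!\,i!}c_i$. Also $c_0=g_0=1$ and $c_1=g_1-g_0=0$.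

Let $\hat F(s)=\sum_i\hat C_is^i$. From $\binom mi\binom ij=\binom mj\binom{m-j}{i-j}$ and the binomial theorem,
\[
\hat F(s)=\sum_{j=0}^m\binom mjg_j\,s^j(1-s)^{m-j}=(1-s)^mP\Big(\frac s{1-s}\Big).
\]
At $s=1$ the middle expression equals $g_m$, which is \eqref{eq:ratio}. With $x=s/(1-s)$ we have $s\,dx/ds=x/(1-s)$, so $s\frac{d}{ds}\log\hat F=\frac{-ms+ny(x)}{1-s}$. The left side is $\sum_ii\hat T_is^i$ by \eqref{eq:T}. The second form of \eqref{eq:Ty} follows from $s^k(1-s)^{-k-1}=\sum_i\binom iks^i$.
\end{proof}

The proof shows what the variable $s$ does: for $0\le s\le1$, $\hat F(s)$ is the mean of $g_J$ for a binomial variable $J$ with parameters $m$ and $s$, and it interpolates between $1$ and the ratio $g_m$. By \eqref{eq:Ty}, the problem is now to find the limits of the coefficients $y_k$.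

\begin{example}[the second-order term]\label{ex:two}
Let $n\ge2$. The sum $\sum_v\binom r2=nr(r-1)$ over the $2n$ vertices counts each pair of edges with one common vertex once and each parallel pair twice. Hence $M_2=\binom{rn}2-nr(r-1)+X_2$, that is, $2M_2=r^2(n-1)^2+rn-r^2+2X_2$. By \eqref{eq:g}, $g_2=2\,\mathcal EM_2/(r^2(n-1)^2)$, and Lemma~\ref{lem:gen} gives
\[
\hat T_2=\binom m2(g_2-1)=\binom m2\,\frac{rn-r^2+2\,\mathcal EX_2}{r^2(n-1)^2}.
\]
If $m/n\to\alpha>0$, then $\frac1n\hat T_2\to\frac{\alpha^2}{2r}=\alpha Q_2(r/\alpha)$ exactly when $\mathcal EX_2=o(n)$. For the matrix $A=rI$, which has $X_2=n\binom r2$, the limit is $\alpha^2/2$ instead, a different value when $r\ge2$. So constant line sums alone do not force the limits; the ensemble enters through its short cycles.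
\end{example}

\section{The ensemble $E_2$ and the limiting equation}\label{sec:E2}

Put $N=rn$. Dividing \eqref{eq:E2} by \eqref{eq:bern} gives $g_j=N^j/(N)_j$ for $E_2$. By Lemma~\ref{lem:gen}, $\hat T_i$ is then a function $\tau_i(m,N)$ of $m$ and $N$ alone, with $T_i(n)=\tau_i(n,rn)$ and $\hat T_i(n)=\tau_i(m,(r/\alpha)m)$ for $m=\alpha n$. Passing from $n$ to $m=\alpha n$ thus amounts to replacing the size $n$ by $\alpha n$ and the line sum $r$ by $r/\alpha$. This is why one expects the value $\alpha Q_i(r/\alpha)$ in (d).

The coefficients $p_j=\binom mjN^j/(N)_j$ of $P$ satisfy $(j+1)(1-j/N)\,p_{j+1}=(m-j)\,p_j$, which is the differential equation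
\[
\theta\Big(1-\frac{\theta-1}N\Big)P=x\,(m-\theta)P .
\]
Now divide by $nP$, using $\theta P=nyP$ and $\theta^2P=n(\theta y+ny^2)P$. The result is an exact equation for $y$:
\begin{equation}\label{eq:riccati}
y\Big(1-\frac yr\Big)-\frac{\theta y-y}{rn}=x\,(\kappa-y).
\end{equation}
This is the main idea in its simplest form. After division by $P$, the operator $\theta/n$ acts as multiplication by $y$ up to a correction of order $1/n$, and the linear equation for $P$, whose coefficients grow like powers of $n$, turns into a nonlinear equation for $y$ that has a limit. For $\alpha\in(0,1]$ let $y^*=\sum_{k\ge1}y^*_kx^k$ be the power series with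
\begin{equation}\label{eq:quad}
y^*\Big(1-\frac{y^*}r\Big)=x\,(\alpha-y^*),\qquad y^*(0)=0 .
\end{equation}
It exists and is unique, since \eqref{eq:quad} reads $y_1^*=\alpha$ and $y_q^*=\frac1r\sum_{a+b=q}y_a^*y_b^*-y_{q-1}^*$ for $q\ge2$.

\begin{lemma}\label{lem:catalan}
Let $\alpha\in(0,1]$. Then
\[
\frac{y^*\big(\frac s{1-s}\big)-\alpha s}{1-s}=\alpha\sum_{k\ge1}\mathrm{Cat}_k\Big(\frac\alpha r\Big)^ks^{k+1}(1-s)^{k-1}=\sum_{i\ge2}i\,\alpha\,Q_i(r/\alpha)\,s^i .
\]
Hence, in the setting of Theorem~\ref{thm:univ}, statement (i) holds if and only if $y_k\to y_k^*$ for $1\le k\le d$; and if $y_k=y_k^*+O(1/n)$ for $1\le k\le d$, then $\hat T_i(n)=n\alpha Q_i(r/\alpha)+O(1)$ for $2\le i\le d$.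
\end{lemma}

\begin{proof}
Write $y^*=\alpha t$ and $u=\alpha/r$. Then \eqref{eq:quad} becomes $t(1-ut)=x(1-t)$, in which $\alpha$ and $r$ enter only through $u$. Substitute $x=s/(1-s)$ and multiply by $1-s$: the left side becomes $t-st-u(1-s)t^2$ and the right side $s-st$, so
\[
t=s+u(1-s)t^2,\qquad t(0)=0 .
\]
This equation determines the coefficients of $t$ recursively. The Catalan series $\mathcal C(w)=\sum_{k\ge0}\mathrm{Cat}_kw^k$ satisfies $\mathcal C=1+w\,\mathcal C^2$, so $t=s\,\mathcal C(w)$ with $w=us(1-s)$ is the solution. Therefore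
\[
\frac{\alpha t-\alpha s}{1-s}=\frac{\alpha s\,(\mathcal C(w)-1)}{1-s}=\alpha\sum_{k\ge1}\mathrm{Cat}_k\,u^ks^{k+1}(1-s)^{k-1}.
\]
The coefficient of $s^i$ in $s^{k+1}(1-s)^{k-1}$ is $(-1)^{i-1-k}\binom{k-1}{i-1-k}$, which is nonzero exactly when $0\le i-1-k\le k-1$, that is, when $\lceil i/2\rceil\le k\le i-1$. Comparison with \eqref{eq:Q} gives the second equality.

Expanding as in Lemma~\ref{lem:gen} and subtracting from \eqref{eq:Ty}, with $\kappa-\alpha=y_1-y_1^*$, we get for $i\ge2$
\[
\frac in\hat T_i-i\alpha Q_i(r/\alpha)=(y_i-y_i^*)+\sum_{k=1}^{i-1}\binom ik(y_k-y_k^*)-(y_1-y_1^*).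
\]
This proves the last claim and the ``if'' direction. The ``only if'' direction follows by induction on $i$, starting from $y_1-y_1^*=m_n/n-\alpha\to0$.
\end{proof}

For $E_2$ the theorem is now in hand. The coefficient of $x^q$ in \eqref{eq:riccati} is $\big(1-\frac{q-1}{rn}\big)y_q=\frac1r\sum_{a+b=q}y_ay_b-y_{q-1}$ for $q\ge2$, so for $\kappa=\alpha$ induction on $q$ gives $y_q=y_q^*+O(1/n)$, and Lemma~\ref{lem:catalan} gives Theorem~\ref{thm:main} for $E_2$.

\begin{remark}\label{rem:growth}
For $E_2$, $m=\alpha n$ and $\alpha<r$, a Riemann sum gives the growth rate of the ratio in \eqref{eq:ratio}: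
\[
\frac1n\log g_m=-\frac1n\sum_{j<m}\log\Big(1-\frac j{rn}\Big)\to-\int_0^\alpha\log\Big(1-\frac tr\Big)dt=\alpha\sum_{k\ge1}\frac{(\alpha/r)^k}{k(k+1)} .
\]
On the other hand, $\sum_iia_k(i)s^{i-1}=\mathrm{Cat}_k\,s^k(1-s)^{k-1}$, so
\[
\sum_ia_k(i)=\mathrm{Cat}_k\int_0^1s^k(1-s)^{k-1}ds=\mathrm{Cat}_k\,\frac{k!\,(k-1)!}{(2k)!}=\frac1{k(k+1)} .
\]
Thus the terms $\alpha Q_i(r/\alpha)$, regrouped by powers of $\alpha/r$, reproduce the growth rate. This is a consistency check only: the theorems concern each fixed $i$ and make no claim about summing over $i$.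
\end{remark}

The computation used the two-term recursion for $p_j$. For $E_1$ we have only a multiple sum, and for $E$ we have no formula to start from. What the three ensembles share is that their graphs have few short cycles, and this information bears on $M_G$, not on $P$. We therefore need a way to pass from $\mathcal EM_G$ to $P$.

\section{From the matching polynomial to $P$}\label{sec:transfer}

Let $\mathcal E$ be again arbitrary. Put $\bar M(z)=\mathcal EM_G(z)=\sum_j\bar M_jz^j$, so that $\bar M(0)=1$, and define $\mu=\sum_{k\ge1}\mu_kz^k$ by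
\[
\theta\bar M=n\,\mu\,\bar M,\qquad\text{that is,}\qquad \mu_k=\frac kn\,[z^k]\log\bar M .
\]
By \eqref{eq:P}, $P$ arises from $\bar M$ by multiplying the $j$th coefficient by $\ell_j$. This operation does not act in a simple way on logarithms, but the weights obey a simple recursion: with $\varepsilon=1/n$,
\begin{equation}\label{eq:beta}
\ell_{j+1}=\frac{\beta(j)}r\,\ell_j,\qquad\beta(j)=\frac{\kappa-j\varepsilon}{(1-j\varepsilon)^2}\qquad(0\le j<n).
\end{equation}
To guess the outcome, suppose that the sum $P(x)$ is carried by the terms with $j\approx ny$. Near such $j$ the weights $\ell_jx^j$ form a nearly geometric sequence with ratio $z=x\beta(ny)/r$, so the same terms carry $\bar M(z)$, whence $ny(x)\approx n\mu(z)$. For $\kappa\to\alpha$ this suggests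
\begin{equation}\label{eq:limit}
y=\mu\Big(\frac{x(\alpha-y)}{r(1-y)^2}\Big).
\end{equation}
The next lemma derives \eqref{eq:limit} coefficient by coefficient, by the division by $P$ that led to \eqref{eq:riccati}.

\begin{lemma}\label{lem:transfer}
Fix $d\ge1$. For $1\le q\le d$ there is a polynomial $\Psi_q$ in $\kappa,\mu_1,\dots,\mu_{q-1},y_1,\dots,y_{q-1}$, whose coefficients are rational functions of $\varepsilon$ without poles in $|\varepsilon|<1/(2d)$ and depend only on $q$, $d$ and $r$, such that for all $n>2d$, all $0\le m\le n$ and all $\mathcal E$,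
\begin{equation}\label{eq:tri}
y_q=\gamma_q\,\mu_q+\Psi_q,\qquad \gamma_q=r^{-q}\prod_{l=0}^{q-1}\frac{\kappa-l\varepsilon}{(1-l\varepsilon)^2},\qquad\varepsilon=\frac1n .
\end{equation}
At $(\kappa,\varepsilon)=(\alpha,0)$ the relations \eqref{eq:tri} are the coefficients of $x,\dots,x^d$ in \eqref{eq:limit}. Consequently, for sequences $\mathcal E_n$ and $m_n$ with $m_n/n\to\alpha$:
\begin{enumerate}
\item If $\mu_k$ converges for $k\le d$, then $y_k$ converges for $k\le d$. If $\mu_k$ and $m_n/n$ converge with error $O(1/n)$, then so does $y_k$.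
\item If $\alpha>0$ and $y_k$ converges for $k\le d$, then $\mu_k$ converges for $k\le d$.
\end{enumerate}
In both cases the limits satisfy \eqref{eq:limit} modulo $x^{d+1}$.
\end{lemma}

\begin{proof}
Work in $V=\mathbb R[x]/(x^{d+1})$ with basis $1,x,\dots,x^d$. The operator $\theta$ and multiplication by a power series act on $V$, and multiplication by $P$ is invertible because $P(0)=1$. For $0\le l<d$ let $\beta(\theta+l)$ be the diagonal operator $x^j\mapsto\beta(j+l)x^j$; it is defined because $j+l<2d<n$.

\emph{An equation for $P$.} Let $\mathcal L$ be the linear map $z^j\mapsto\ell_jx^j$. Then $\mathcal L\bar M=P$ and $\mathcal L\theta=\theta\mathcal L$. By \eqref{eq:beta}, $\ell_{j+k}=r^{-k}\beta(j)\cdots\beta(j+k-1)\,\ell_j$, so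
\[
\mathcal L(z^k\bar M)=\sum_j\ell_{j+k}\bar M_jx^{j+k}=\Big(\frac xr\Big)^k\prod_{l=0}^{k-1}\beta(\theta+l)\,P\quad\text{in }V.
\]
Applying $\mathcal L$ to $\theta\bar M=n\sum_k\mu_kz^k\bar M$ gives $nyP=n\sum_{k=1}^d\mu_k(x/r)^k\prod_{l<k}\beta(\theta+l)\,P$.

\emph{Division by $P$.} By the product rule, $P^{-1}\theta(Pf)=\theta f+nyf$, so $P^{-1}(\varepsilon\theta)P=\varepsilon\theta+y$ as operators on $V$. Conjugation respects products and inverses, and $\beta(\theta+l)=(\kappa-\varepsilon(\theta+l))(1-\varepsilon(\theta+l))^{-2}$. Hence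
\begin{equation}\label{eq:conj}
y=\sum_{k=1}^d\mu_k\Big(\frac xr\Big)^k\Big(\prod_{l=0}^{k-1}B_l\Big)1,\qquad B_l=\big(\kappa-y-\varepsilon(\theta+l)\big)\big(1-y-\varepsilon(\theta+l)\big)^{-2}.
\end{equation}

\emph{Triangular structure.} Regard $\varepsilon,\kappa,y_1,\dots,y_d$ as free variables with $|\varepsilon|<1/(2d)$. Write $1-y-\varepsilon(\theta+l)=\Delta-\mathcal Y$, where $\Delta$ is diagonal with entries $1-(j+l)\varepsilon\ne0$ and $\mathcal Y$ is multiplication by $y$. The matrix of $\mathcal Y$ has entry $y_{a-b}$ in position $(a,b)$ for $a>b$ and is zero elsewhere. So $\Delta^{-1}\mathcal Y$ is nilpotent, and $(\Delta-\mathcal Y)^{-1}=\sum_{t=0}^d(\Delta^{-1}\mathcal Y)^t\Delta^{-1}$. Consider the lower triangular matrices whose $(a,b)$ entry is a polynomial in $\kappa,y_1,\dots,y_{a-b}$ with coefficients rational in $\varepsilon$ and without poles in $|\varepsilon|<1/(2d)$. This class is closed under sums and products and contains $\Delta^{-1}$, $\mathcal Y$ and $\kappa-\varepsilon(\theta+l)$, so it contains every product of the $B_l$. The coefficient of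 $x^q$ in \eqref{eq:conj} is
\[
y_q=\sum_{k=1}^q\mu_k\,r^{-k}\Big(\prod_{l<k}B_l\Big)_{q-k,\,0}.
\]
The terms with $k<q$ involve only $\mu_1,\dots,\mu_{q-1}$ and $y_1,\dots,y_{q-1}$; their sum is $\Psi_q$. For $k=q$, the $(0,0)$ entry of a product of lower triangular matrices is the product of the $(0,0)$ entries, which gives $\gamma_q$. At $(\kappa,\varepsilon)=(\alpha,0)$, each $B_l$ is multiplication by $(\alpha-y)(1-y)^{-2}$, and \eqref{eq:conj} is \eqref{eq:limit} modulo $x^{d+1}$.

\emph{Consequences.} The functions $\gamma_q$ and $\Psi_q$ are continuously differentiable in all variables for $|\varepsilon|<1/(2d)$, hence Lipschitz near any limit point with $\varepsilon=0$. Part 1 follows from \eqref{eq:tri} by induction on $q$. For part 2, $\gamma_q\to(\alpha/r)^q\ne0$, so $\mu_q=(y_q-\Psi_q)/\gamma_q$ converges, again by induction on $q$. Passing to the limit in \eqref{eq:tri} gives the last statement.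
\end{proof}

For instance, $y_1=\kappa\mu_1/r$, and computing $B_01$ modulo $x^2$ gives
\[
y_2=\frac{\kappa(\kappa-\varepsilon)}{r^2(1-\varepsilon)^2}\,\mu_2+\frac{2\kappa-1-\kappa\varepsilon}{r(1-\varepsilon)^2}\,\mu_1y_1 .
\]
With $\mu_1=r$ and $\mu_2\to-w_2=r-2r^2$, the right side tends to $\alpha^2/r-\alpha=y_2^*$. The values $\mu_k\to(-1)^{k-1}w_k$ are explained next.

\section{Matchings and walks on trees}\label{sec:tree}

Unlike the coefficients of $M_G$, those of $\log M_G$ are sums of local contributions, one for each vertex. To see this, we follow the deletion recursion for matchings, which removes one vertex at a time along a path, and record it in a tree.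

Let $H$ be a finite loopless multigraph and $v$ a vertex. A \emph{walk} from $v$ is a sequence $v=v_0,e_1,v_1,\dots,e_j,v_j$ in which the edge $e_t$ joins $v_{t-1}$ and $v_t$. It is a \emph{path} if its vertices are distinct, and \emph{non-backtracking} if $e_{t+1}\ne e_t$ for all $t$. The \emph{path tree} $T(H,v)$ has as nodes the paths from $v$; its root is the trivial path, and the children of a path are its one-edge extensions. Let $w_k(H,v)$ be the number of closed walks of length $2k$ from the root of $T(H,v)$.

For a rooted tree $T$ with finite degrees, let $\mathcal B_T(u)=\sum_{k\ge0}w_k(T)u^k$ count closed walks from the root by half their length. Such a walk splits uniquely, at its visits to the root, into excursions, and an excursion steps to a child $c$, makes a closed walk from $c$ in the subtree $T_c$ below $c$, and steps back. Hence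
\begin{equation}\label{eq:return}
\mathcal B_T(u)=\Big(1-u\sum_c\mathcal B_{T_c}(u)\Big)^{-1}.
\end{equation}

\begin{lemma}\label{lem:path}
For every finite loopless multigraph $H$ and vertex $v$,
\[
\frac{M_{H-v}(z)}{M_H(z)}=\sum_{k\ge0}(-1)^kw_k(H,v)\,z^k .
\]
\end{lemma}

\begin{proof}
Let $W_{H,v}$ be the left side. A matching either misses $v$ or contains exactly one edge $e=vw$, so $M_H=M_{H-v}+z\sum_{e=vw}M_{H-v-w}$. Dividing by $M_{H-v}$ gives $W_{H,v}=\big(1+z\sum_{e=vw}W_{H-v,w}\big)^{-1}$. The children of the root of $T(H,v)$ correspond to the edges $e=vw$, and the subtree below such a child is $T(H-v,w)$, because a path that starts with $e$ continues as a path from $w$ avoiding $v$. So \eqref{eq:return} at $u=-z$ is the same recursion, and $W_{H,v}(z)=\mathcal B_{T(H,v)}(-z)$ by induction on the number of vertices; both sides are $1$ when $v$ has no edges.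
\end{proof}

Now let $G$ be an $r$-regular bipartite multigraph on $n+n$ vertices. Put
\[
\mu^*(z)=\sum_{k\ge1}(-1)^{k-1}w_kz^k,\qquad D_k(G)=\sum_v\big(w_k-w_k(G,v)\big).
\]
A $j$-edge matching misses $2n-2j$ vertices, so counting pairs of a matching and a missed vertex gives $\sum_vM_{G-v}=(2n-2\theta)M_G$. Hence $\theta\log M_G=\frac12\sum_v(1-M_{G-v}/M_G)$, and Lemma~\ref{lem:path} yields
\begin{equation}\label{eq:logM}
\theta\log M_G(z)=\frac12\sum_v\sum_{k\ge1}(-1)^{k-1}w_k(G,v)z^k=n\,\mu^*(z)-\frac12\sum_{k\ge1}(-1)^{k-1}D_k(G)\,z^k .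
\end{equation}
As a check, let $G$ be a double edge ($n=1$, $r=2$). Then $M_G=1+2z$, the path tree is a root with two leaves, $w_k(G,v)=2^k$, and $w_k=\binom{2k}k$; so $D_1=0$ and $D_2=2(6-4)=4$.

Two tasks remain: to identify the main term $\mu^*$, and to bound $D_k$.

\begin{lemma}\label{lem:tree}
The series $\mu^*$ satisfies
\begin{equation}\label{eq:tree}
rz\,(1-\mu^*)^2=\mu^*\,(1-\mu^*/r).
\end{equation}
For $\alpha\in(0,1]$, the series $y^*$ of \eqref{eq:quad} is the unique solution with zero constant term of \eqref{eq:limit} with $\mu=\mu^*$.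
\end{lemma}

\begin{proof}
In $\mathbb T_r$ the root has $r$ children and every other node has $r-1$. Let $b(z)$ be the value at $u=-z$ of $\mathcal B$ for the subtree below a child of the root. By \eqref{eq:return}, $1-\mu^*=\mathcal B_{\mathbb T_r}(-z)=1/(1+rzb)$ and $b=1/(1+(r-1)zb)$. Put $q=rzb$. The first relation gives $q=\mu^*/(1-\mu^*)$. Multiplying $b(1+(r-1)zb)=1$ by $rz$ gives
\[
rz=q\Big(1+\frac{r-1}r\,q\Big)=\frac{\mu^*}{1-\mu^*}\cdot\frac{1-\mu^*/r}{1-\mu^*},
\]
which is \eqref{eq:tree}. In \eqref{eq:limit} the coefficient of $x^q$ on the right involves only $y_1,\dots,y_{q-1}$, so for $\mu=\mu^*$ there is a unique solution $y$ with $y(0)=0$. Substitute $z=\frac{x(\alpha-y)}{r(1-y)^2}$ into \eqref{eq:tree}. Since $\mu^*(z)=y$, the left side is $x(\alpha-y)$ and the right side is $y(1-y/r)$. So $y$ solves \eqref{eq:quad}, and $y=y^*$.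
\end{proof}

The factor $(1-y)^2$ from the weights $\ell_j$ cancels the factor $(1-\mu^*)^2$ from the tree, and the equation found for $E_2$ reappears.

\begin{lemma}\label{lem:defect}
For every $k\ge1$,
\begin{equation}\label{eq:D}
\frac{X_k(G)}{(k+1)r^k}\le D_k(G)\le k(k+1)\,r^{3k}X_k(G).
\end{equation}
\end{lemma}

\begin{proof}
Let $U(G,v)$ be the tree whose nodes are the non-backtracking walks from $v$, with one-edge extensions as children. Since $G$ is $r$-regular and loopless, the root has $r$ children and every other node has $r-1$, so $U(G,v)$ is $\mathbb T_r$ rooted at a vertex. Paths are non-backtracking, and prefixes of paths are paths, so $T(G,v)$ is a subtree of $U(G,v)$ containing the root. Hence $0\le w_k-w_k(G,v)\le w_k\le r^{2k}$.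

Call $v$ \emph{deficient} if some non-backtracking walk from $v$ of length at most $k$ is not a path. If $v$ is not deficient, the two trees agree to depth $k$, and $w_k(G,v)=w_k$ because a closed walk of length $2k$ reaches depth at most $k$. If $v$ is deficient, take a node of $U(G,v)$ at depth $j\le k$ outside $T(G,v)$; going down to it, returning, and crossing an edge at the root back and forth $k-j$ times is a closed walk of length $2k$ that leaves $T(G,v)$, so $w_k-w_k(G,v)\ge1$. If $\delta$ is the number of deficient vertices, then $\delta\le D_k\le r^{2k}\delta$.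

\emph{Upper bound.} Let $v$ be deficient, take a non-backtracking walk $v_0,e_1,v_1,\dots$ of length at most $k$ that is not a path, and let $b$ be least with $v_b=v_a$ for some $a<b$. There are no loops, so $b-a\ge2$. The vertices $v_a,\dots,v_{b-1}$ are distinct, and the segment from $v_a$ to $v_b$ is a cycle of length $b-a\le k$; when $b-a=2$, the two edges are distinct because the walk is non-backtracking, so they form a parallel pair. Thus $v$ lies within distance $k$ of a vertex of a cycle of length at most $k$. Such a cycle has at most $k$ vertices, and at most $\sum_{q\le k}r^q\le(k+1)r^k$ vertices lie within distance $k$ of a given vertex. Hence $\delta\le k(k+1)r^kX_k$.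

\emph{Lower bound.} A vertex on a cycle of length at most $k$ is deficient, as one sees by walking around the cycle. A cycle of length $q$ through $v$ is determined by a walk of length $q$ from $v$, so at most $(k+1)r^k$ cycles of length at most $k$ pass through $v$. Hence $X_k\le(k+1)r^k\delta$.
\end{proof}

Formula \eqref{eq:logM} concerns $\log M_G$ for one graph, whereas $\mu$ is defined by the logarithm of the average $\mathcal EM_G$. The main term of \eqref{eq:logM} is the same for all $G$ and factors out of the average; what is left is an average of an exponential, and this is where higher moments of $X_d$ enter.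

\begin{lemma}\label{lem:average}
Let $\mathcal E_n$ be as in Theorem~\ref{thm:univ}. If $\mathcal E_n[X_d^p]=O(1)$ for $1\le p\le d$, then $\mu_k=\mu_k^*+O(1/n)$ for $k\le d$. If $\mathcal E_n[X_d^p]=n^{o(1)}$ for $1\le p\le d$, then $\mu_k\to\mu_k^*$ for $k\le d$.
\end{lemma}

\begin{proof}
Let $\Lambda(z)=\sum_k\mu_k^*z^k/k$, so that $\theta\Lambda=\mu^*$. Integrating \eqref{eq:logM}, exponentiating and averaging gives
\begin{equation}\label{eq:R}
\mathcal E_nM_G(z)=e^{n\Lambda(z)}R_n(z),\qquad R_n(z)=\mathcal E_n\exp\Big(\sum_{k\ge1}\frac{(-1)^k}{2k}D_k(G)\,z^k\Big),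
\end{equation}
and therefore $\mu=\mu^*+\frac1n\theta\log R_n$. For $1\le k\le d$, the coefficient $[z^k]R_n$ is a fixed linear combination of expectations of products of $p$ of the variables $D_1,\dots,D_k$, with $1\le p\le k$. By \eqref{eq:D} and $X_j\le X_d$ for $j\le d$, such a product lies between $0$ and a constant times $X_d^p$. So $[z^k]R_n$ is $O(1)$, respectively $n^{o(1)}$ in absolute value. Since $R_n(0)=1$, the coefficient $[z^k]\log R_n$ is a fixed polynomial in $[z^1]R_n,\dots,[z^k]R_n$ and obeys the same bound.
\end{proof}

\section{Short cycles in the three ensembles}\label{sec:cycles}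

\begin{lemma}\label{lem:cycles}
For $\mathcal E\in\{E,E_1,E_2\}$ and fixed $k,p\ge1$, we have $\mathcal E[X_k^p]=O(1)$ as $n\to\infty$.
\end{lemma}

\begin{proof}
\emph{Potential edges.} In $E_1$ and $E_2$ the edge set of $G$ is a random subset of a fixed set of labeled potential edges. In $E_2$, let $\pi$ be the uniform permutation of $\{1,\dots,rn\}$, whose elements we call points. A potential edge is a pair $(a,b)$ of points; it joins the row vertex whose block contains $a$ to the column vertex whose block contains $b$, and it is present if $\pi(a)=b$. A set of $e$ potential edges is present with probability $0$ or $1/(rn)_e$. In $E_1$, a potential edge is a triple $(j,a,b)$; it joins row $a$ to column $b$, and it is present if $P_j$ has a $1$ in position $(a,b)$. A set with $e_j$ potential edges of first coordinate $j$ is present with probability $0$ or $\prod_j1/(n)_{e_j}$. In both models at most $r^2$ potential edges join two given vertices, and a set of $e\le n/2$ potential edges is present with probability at most $(2/n)^e$, since each factor in the falling factorials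 is at least $n-e$.

\emph{A counting bound.} Let $Z_{v,e}$ be the number of sets of $e$ edges of $G$ that meet exactly $v$ vertices. The vertices can be chosen in at most $(2n)^v$ ways, and they span at most $r^2v^2$ potential edges. So for $e\le n/2$, in $E_1$ and $E_2$,
\begin{equation}\label{eq:count}
\mathcal EZ_{v,e}\le(2n)^v\,2^{r^2v^2}\,(2/n)^e=O(n^{v-e})\qquad(v,e\text{ fixed}).
\end{equation}

\emph{The ensembles $E_1$ and $E_2$.} The power $X_k^p$ counts ordered $p$-tuples of cycles of length at most $k$. The union $F$ of such a tuple has $e\le kp$ edges, and each of its $v$ vertices has degree at least $2$ in $F$, so $2v\le2e$. Each cycle of the tuple is a subset of $F$, so $F$ is the union of at most $2^{pe}$ tuples. Hence $X_k^p\le\sum_{v\le e\le kp}2^{pe}Z_{v,e}$, and \eqref{eq:count} gives $\mathcal E[X_k^p]=O(1)$.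

\emph{The ensemble $E$.} Here the probability of a given set of edges is not explicit, so we obtain $E$ from $E_2$ by conditioning. A $0$-$1$ matrix with line sums $r$ arises from exactly $(r!)^{2n}$ permutations $\pi$: such a $\pi$ amounts to a bijection, for each of the $2n$ lines, between the $r$ points of its block and the $r$ ones of the line. The matrix produced by $\pi$ is a $0$-$1$ matrix exactly when $Y=0$, where $Y=X_2$ is the number of parallel pairs. So $E$ is $E_2$ conditioned on $Y=0$, and $E[X_k^p]\le E_2[X_k^p]/\Pr(Y=0)$, with $\Pr$ taken in $E_2$. It remains to bound $\Pr(Y=0)$ from below.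

Fix $t\ge0$. The expectation $E_2\binom Yt$ is the expected number of sets of $t$ parallel pairs in $G$. A potential parallel pair between given vertices is specified by two points in each block and one of the two ways of matching them, so there are $2\binom r2^2$ of them. The sets of $t$ vertex-disjoint pairs therefore contribute
\[
\frac{(n)_t^2}{t!}\Big(2\binom r2^2\Big)^t\frac1{(rn)_{2t}}\longrightarrow\frac{\lambda^t}{t!},\qquad\lambda=\frac{2\binom r2^2}{r^2}=\frac{(r-1)^2}2 .
\]
In any other set, two distinct pairs share a vertex, which then has degree at least $3$ in the union, while all degrees are at least $2$. So $2e\ge2v+1$ and $v\le e-1$, with $e\le2t$; by \eqref{eq:count} these sets contribute $O(1/n)$. Thus $E_2\binom Yt\to\lambda^t/t!$. For an integer $Y\ge1$ we have $\sum_{t=0}^{2q+1}(-1)^t\binom Yt=-\binom{Y-1}{2q+1}\le0$, and for $Y=0$ the sum is $1$. Taking expectations gives the Bonferroni inequality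
\[
\Pr(Y=0)\ge\sum_{t=0}^{2q+1}(-1)^tE_2\binom Yt\longrightarrow\sum_{t=0}^{2q+1}\frac{(-\lambda)^t}{t!}.
\]
Choose $q$ so large that the limit is at least $\frac12e^{-\lambda}$. Then $\Pr(Y=0)\ge\frac14e^{-\lambda}$ for all large $n$.
\end{proof}

\section{Proofs of the theorems}\label{sec:proofs}

\begin{proof}[Proof of Theorem~\ref{thm:univ}]
Since $\mu_k=\frac kn[z^k]\log\mathcal E_nM_G$ and $\mu_k^*=(-1)^{k-1}w_k$, statement (ii) says that $\mu_k\to\mu_k^*$ for $k\le d$. By Lemma~\ref{lem:catalan}, statement (i) says that $y_k\to y_k^*$ for $k\le d$.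

\emph{Part 1.} Assume (ii). By Lemma~\ref{lem:transfer}(1), the $y_k$ with $k\le d$ converge, and the limits satisfy \eqref{eq:limit} with $\mu=\mu^*$ modulo $x^{d+1}$. These $d$ relations determine the limits recursively, and $y^*$ satisfies them by Lemma~\ref{lem:tree}. So $y_k\to y_k^*$, which is (i). Conversely, assume (i). By Lemma~\ref{lem:transfer}(2), the $\mu_k$ with $k\le d$ converge, and the limits satisfy \eqref{eq:limit} with $y=y^*$ modulo $x^{d+1}$. In the coefficient of $x^q$, the unknown $\mu_q$ appears with the factor $(\alpha/r)^q\ne0$, next to terms involving only $\mu_1,\dots,\mu_{q-1}$. So these relations determine the limits recursively, and $\mu^*$ satisfies them. Hence $\mu_k\to\mu_k^*$, which is (ii).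

\emph{Part 2.} For a point mass, \eqref{eq:logM} gives $|\mu_k-\mu_k^*|=D_k(G_n)/(2n)$. So (ii) holds if and only if $D_k(G_n)=o(n)$ for all $k\le d$. If $X_d(G_n)=o(n)$, this follows from the upper bound in \eqref{eq:D} and $X_k\le X_d$. Conversely, $D_d(G_n)=o(n)$ implies $X_d(G_n)=o(n)$ by the lower bound in \eqref{eq:D}. Part 1 completes the argument.

\emph{Part 3.} Under the first hypothesis, Lemma~\ref{lem:average} gives (ii), hence (i). Under the second, Lemma~\ref{lem:average} gives $\mu_k=\mu_k^*+O(1/n)$, Lemma~\ref{lem:transfer}(1) gives $y_k=y_k^*+O(1/n)$ for $k\le d$, with the limits identified in part 1, and Lemma~\ref{lem:catalan} gives the claim.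
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
Each of $E,E_1,E_2$ is supported on nonnegative integer matrices with line sums $r$. Take $d=i$ and $m_n=\alpha n$. By Lemma~\ref{lem:cycles}, $\mathcal E[X_d^p]=O(1)$ for $1\le p\le d$, and the second statement of Theorem~\ref{thm:univ}(3) applies.
\end{proof}

\begin{remark}[the hypothesis $\alpha>0$]
Apart from giving a meaning to $Q_i(r/\alpha)$, this hypothesis is what lets one recover $\mu$ from $y$ in Lemma~\ref{lem:transfer}(2). Without it the $\hat T_i$ can lose all information: for $m_n=0$ they vanish, whatever the ensemble.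
\end{remark}

\begin{remark}[higher moments are needed]
For a point mass, $X_d=o(n)$ suffices for (i), but for a random graph $\mathcal E_nX_d=o(n)$ does not. Let $r\ge2$ and $d\ge4$. By Lemma~\ref{lem:cycles} there are graphs $G_n$ with $X_d(G_n)=O(1)$. Let $\mathcal E_n$ give mass $1-n^{-1/2}$ to $G_n$ and mass $n^{-1/2}$ to the matrix $rI$, for which $X_d=X_2=n\binom r2$. Then $\mathcal E_nX_d=O(n^{1/2})$. For every $G$ we have $D_1=0$ by \eqref{eq:D}; and $D_2=4X_2$, because by Example~\ref{ex:two} the coefficient of $z^2$ in \eqref{eq:logM} is $2M_2-M_1^2=-nw_2+2X_2$. So the exponent in \eqref{eq:R} is $X_2z^2-\frac16D_3z^3+\frac18D_4z^4-\cdots$, and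
\[
[z^4]\log R_n=\tfrac18\,\mathcal E_nD_4+\tfrac12\mathrm{Var}(X_2)\ge\tfrac12\mathrm{Var}(X_2),
\]
which is of order $n^{3/2}$. Hence $\mu_4\to\infty$, so (ii) fails, and (i) fails with it.
\end{remark}

\begin{thebibliography}{1}
\bibitem{Fed} Paul Federbush, \emph{A Mysterious Cluster Expansion Associated to the Expectation Value of the Permanent of 0-1 Matrices}, arXiv:1607.00885 (2016).
\end{thebibliography}
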